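# The tilted generating function of a $p$-spin glass for large $p$

## 1. The $p$-spin generating function and the REM value

Throughout, $\mathcal Q_N=\{-1,1\}^N$ carries the Hamming distance $d(\sigma,\tau)=\frac12\sum_{i=1}^N|\sigma_i-\tau_i|$. On $\ell^2(\mathcal Q_N)$ let $T$ be the adjacency operator of the hypercube, $(T\psi)(\sigma)=\sum_{\tau:\,d(\sigma,\tau)=1}\psi(\tau)$, and let $|-\rangle=2^{-N/2}\sum_\sigma|\sigma\rangle$ be the normalized uniform vector. A function $U:\mathcal Q_N\to\mathbb R$ also denotes the multiplication operator by $U$.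

**Theorem 1.** For $1\le p\le N$ let
$$U_{N,p}(\sigma)=\sqrt{\frac{N}{\binom Np}}\sum_{1\le i_1<\dots<i_p\le N}g_{i_1\dots i_p}\,\sigma_{i_1}\cdots\sigma_{i_p},$$
with couplings $g_{i_1\dots i_p}$ that are i.i.d. standard Gaussian for each $N$; for different $N$ they live on a common probability space, with an arbitrary joint law. For $t>0$ and $\lambda,s\in\mathbb R$ let
$$\theta^{(p)}_N(t,\lambda,s)=\frac1{tN}\ln\langle-|\,e^{t(e^{-s}T-N-\lambda U_{N,p})}\,|-\rangle ,\qquad R(t,\lambda,s)=\max\{e^{-s},\,t^{-1}p_{\mathrm{REM}}(t\lambda)\}-1,$$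
where, with $\beta_c=\sqrt{2\ln2}$,
$$p_{\mathrm{REM}}(\beta)=\begin{cases}\beta^2/2,&|\beta|\le\beta_c,\\|\beta|\beta_c-\ln2,&|\beta|>\beta_c.\end{cases}$$
Then for all $t>0$, $\lambda,s\in\mathbb R$ and $\varepsilon>0$ there is $p_0$ such that for every $p\ge p_0$, almost surely,
$$R(t,\lambda,s)-\varepsilon\le\liminf_{N\to\infty}\theta_N^{(p)}(t,\lambda,s)\le\limsup_{N\to\infty}\theta_N^{(p)}(t,\lambda,s)\le R(t,\lambda,s)+\varepsilon .$$

Two stronger statements will be proved as well. In them $p$ may depend on $N$, and the couplings of $U_{N,p_N}$ are again i.i.d. standard Gaussian for each $N$, with an arbitrary joint law over $N$.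

**Theorem 2.** For every compact $\mathcal K\subset(0,\infty)\times\mathbb R^2$ and $\varepsilon>0$ there is $p_0$ such that for every sequence $(p_N)$ with $p_0\le p_N\le N-p_0$ for all large $N$, almost surely
$$\limsup_{N\to\infty}\ \sup_{(t,\lambda,s)\in\mathcal K}\bigl|\theta_N^{(p_N)}(t,\lambda,s)-R(t,\lambda,s)\bigr|\le\varepsilon .$$

**Theorem 3.** Let $1\le p_N\le N$. Then
$$\Bigl[\text{for all }t>0,\ \lambda,s\in\mathbb R:\ \lim_{N\to\infty}\theta_N^{(p_N)}(t,\lambda,s)=R(t,\lambda,s)\ \text{a.s.}\Bigr]\iff\min(p_N,N-p_N)\to\infty ,$$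
and in that case the convergence is almost surely locally uniform on $(0,\infty)\times\mathbb R^2$. In particular, for each fixed $p$, $t$, $s$ one has, almost surely, $\limsup_N\theta_N^{(p)}(t,\lambda,s)<R(t,\lambda,s)$ for all sufficiently large $|\lambda|$. So the limit $p\to\infty$ is needed, and $p_0$ in Theorem 1 cannot be chosen uniformly in $\lambda\in\mathbb R$.

The question comes from Chokri Manai and Simone Warzel, "Dynamical Phase Diagram of the REM under independent spin-flips", arXiv:2506.15353 (2025). It is stated there as natural to expect that the $p$-spin limit, followed by $p\to\infty$, gives $R$.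

## 2. What the generating function measures

The operator $T-N$ generates the continuous-time simple random walk $(\sigma(u))_{u\ge0}$ on $\mathcal Q_N$ that jumps at rate $1$ to each neighbor. Start it from the uniform distribution and let $n_t$ be the number of jumps up to time $t$. Expanding $e^{t(e^{-s}T-N-\lambda U)}$ in powers of $e^{-s}T$ (Dyson series), each jump carries a factor $e^{-s}$ and each stretch of waiting at $\sigma$ carries $e^{-(N+\lambda U(\sigma))\times\text{time}}$. Hence
$$\langle-|e^{t(e^{-s}T-N-\lambda U)}|-\rangle=\mathbb E_{\text{walk}}\exp\Bigl(-s\,n_t-\lambda\int_0^tU(\sigma(u))\,du\Bigr).$$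
So $\theta_N$ is the scaled cumulant generating function (SCGF) of the pair (jump number, time-integrated energy). For $\lambda=0$, $n_t$ is Poisson with mean $Nt$ and $\theta_N=e^{-s}-1$.

In the Random Energy Model (REM) the $2^N$ values $U(\sigma)$ are i.i.d. centered Gaussians of variance $N$. Its pressure $\lim_N\frac1N\ln2^{-N}\sum_\sigma e^{-\beta U(\sigma)}$ is $p_{\mathrm{REM}}(\beta)$, and it is known that for the REM, almost surely, $\theta_N\to R$ for all $t,\lambda,s$. We use this as motivation only. A $p$-spin energy also has variance $N$ at each site, but its values are correlated. The question is whether the correlations disappear from the SCGF when $p$ is large.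

The maximum in $R$ records two strategies for the walk. It may move freely and feel the average energy $0$, which gives $e^{-s}-1$. Or it may stay put at a favorable site for the whole time $t$, which gives $2^{-N}\sum_\sigma e^{-t\lambda U(\sigma)}$ times the cost $e^{-tN}$ of not jumping. The content of the upper bound is that no mixture of the two does better.

It is convenient to scale $t$ away. For $a\ge0$, $b\in\mathbb R$ and an energy $U$ put
$$g_N(a,b)=\tfrac1N\ln\langle-|e^{aT-bU}|-\rangle,\quad F_N(b)=\tfrac1N\ln\tfrac1{2^N}\sum_\sigma e^{-bU(\sigma)},\quad m(a,b)=\max\{a,p_{\mathrm{REM}}(b)\}.$$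
Since $e^{t(e^{-s}T-N-\lambda U)}=e^{-tN}e^{te^{-s}T-t\lambda U}$,
$$\theta_N(t,\lambda,s)=t^{-1}g_N(te^{-s},t\lambda)-1,\qquad R(t,\lambda,s)=t^{-1}m(te^{-s},t\lambda)-1. \tag{1}$$
Everything will follow from one pointwise statement.

**Proposition 4.** For $a\ge0$, $b\in\mathbb R$, $\varepsilon>0$ there is $p_0$ such that for every sequence $(p_N)$ with $p_0\le p_N\le N-p_0$ for all large $N$, almost surely, with $U=U_{N,p_N}$,
$$m(a,b)-\varepsilon\le\liminf_{N\to\infty}g_N(a,b)\le\limsup_{N\to\infty}g_N(a,b)\le m(a,b)+\varepsilon .$$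

Proposition 4 implies Theorem 1: apply it with $(a,b)=(te^{-s},t\lambda)$, with $t\varepsilon$ in place of $\varepsilon$, and with the constant sequence $p_N=p\ge p_0$, which satisfies $p_N\le N-p_0$ once $N\ge p+p_0$. Then divide by $t$ and use (1).

## 3. Three energies treated by hand: $U=0$, $p=1$, $p=N$

For $U=0$, $T|-\rangle=N|-\rangle$ gives $g_N(a,b)=a$.

For $p=1$ we have $U_{N,1}(\sigma)=\sum_ig_i\sigma_i$, and everything factorizes over sites. On one site let $A=a\sigma^x-bg\sigma^z$, so $A^2=\rho^2$ with $\rho=\sqrt{a^2+b^2g^2}$ and $e^A=\cosh\rho+\rho^{-1}\sinh\rho\,A$. In the vector $(1,1)/\sqrt2$ the mean of $A$ is $a$. So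
$$g_N(a,b)=\frac1N\sum_{i=1}^N\ln\Bigl(\cosh\rho_i+\frac a{\rho_i}\sinh\rho_i\Bigr),\qquad\rho_i=\sqrt{a^2+b^2g_i^2}.$$
Changing $g$ by $\Delta$ changes $A$ by a diagonal matrix of norm $|b||\Delta|$, so each summand is $|b|$-Lipschitz in $g_i$ (by the monotonicity recalled in Section 4). Hence $g_N$ is $|b|/\sqrt N$-Lipschitz in $(g_1,\dots,g_N)$, and Gaussian concentration with Borel–Cantelli gives $g_N(a,b)\to\mathbb E\ln(\cosh\rho+\frac a\rho\sinh\rho)$ almost surely. This is not $m(a,b)$. For $a=0$, $b\ne0$ it equals $\mathbb E\ln\cosh(bg)$. It grows at most like $a+|b|\,\mathbb E|g|=a+|b|\sqrt{2/\pi}$, because $\cosh\rho+\frac a\rho\sinh\rho\le e^{\rho}\le e^{a+|bg|}$. Now $\sqrt{2/\pi}\approx0.80$ while $\beta_c\approx1.18$, so the limit is below $m$ whenever $|b|(\beta_c-\sqrt{2/\pi})>a+\ln2$. Mixing strategies also pays here: for $a>0$, $b\neq0$ the limit is strictly larger than $\max\{a,\mathbb E\ln\cosh(bg)\}$. Indeed $\cosh\rho>\cosh(bg)$, and Jensen's inequality $\langle-|e^A|-\rangle\ge e^a$ is strict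 unless $|-\rangle$ is an eigenvector of $A$, that is, unless $bg=0$.

For $p=N$ we have $U_{N,N}(\sigma)=\sqrt N\,g\,\prod_i\sigma_i$ with a single Gaussian $g=g^{(N)}$. Thus $\|U_{N,N}\|_\infty/N=|g|/\sqrt N\to0$ almost surely, since $\mathbb P(|g|\ge N^{1/4})\le2e^{-\sqrt N/2}$ is summable. Then $e^{aT-bU}$ is entrywise between $e^{\mp|b|\|U\|_\infty}e^{aT}$, so $g_N(a,b)\to a$ for every $b$. So $p$ too close to $N$ is as bad as $p$ too small, which explains the condition $p_N\le N-p_0$.

## 4. Facts used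

Entrywise order. Inequalities between matrices marked "entrywise" are between matrix elements in the basis $|\sigma\rangle$. Let $M$ have nonnegative off-diagonal entries. Choose $c$ with $M+c\ge0$ entrywise. Then $e^M=e^{-c}\sum_n(M+c)^n/n!\ge0$ entrywise. If $M\le M'$ entrywise, the same $c$ gives $0\le(M+c)^n\le(M'+c)^n$, so $e^M\le e^{M'}$. For example, for $a\ge0$ and real functions $w\le w'$ on $\mathcal Q_N$, $e^{aT+w}\le e^{aT+w'}$ entrywise. Taking $w'=w+c$ shows in particular that an energy change of size at most $c$ changes $\ln\langle-|e^{aT+w}|-\rangle$ by at most $c$.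

Spectral Jensen inequality. For a symmetric matrix $A$ with orthonormal eigenvectors $v_j$, eigenvalues $\mu_j$, and a unit vector $\psi$, $\langle\psi|e^A|\psi\rangle=\sum_j|\langle v_j|\psi\rangle|^2e^{\mu_j}\ge e^{\langle\psi|A|\psi\rangle}$.

Duhamel's formula. Integrating $\frac d{du}\bigl[e^{(1-u)H}e^{uH'}\bigr]=-e^{(1-u)H}(H-H')e^{uH'}$ over $[0,1]$ gives $e^H-e^{H'}=\int_0^1e^{(1-u)H}(H-H')e^{uH'}du$.

Binary entropy. Let $h(y)=-y\ln y-(1-y)\ln(1-y)$, $h(0)=0$. Then $\sum_{d\le yN}\binom Nd\le e^{Nh(y)}$ for $0\le y\le\frac12$. Indeed, for $y>0$, $1\ge\sum_{d\le yN}\binom Nd(1-y)^N(\frac y{1-y})^d\ge\sum_{d\le yN}\binom Nd\,(1-y)^N(\frac y{1-y})^{yN}$, since $\frac y{1-y}\le1$, and the last factor is $e^{-Nh(y)}$.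

Gaussian bounds. If $X$ is centered Gaussian with variance $v>0$, then $\mathbb P(X\ge x)\le e^{-x^2/(2v)}$ for $x\ge0$. If $v=1$, then $\mathbb P(X\ge u)\ge\frac1{\sqrt{2\pi}}\frac u{1+u^2}e^{-u^2/2}$ for $u>0$. If $f$ is $\ell$-Lipschitz on $\mathbb R^n$ and $g$ is a standard Gaussian vector, then $\mathbb P(|f(g)-\mathbb Ef(g)|\ge u)\le2e^{-u^2/(2\ell^2)}$.

Paley–Zygmund inequality. For $X\ge0$ with $0<\mathbb EX^2<\infty$, $\mathbb P(X\ge\frac12\mathbb EX)\ge\frac14(\mathbb EX)^2/\mathbb EX^2$.

Gibbs variational principle. For $f:\mathcal Q_N\to\mathbb R$ and a probability $\mu$ on $\mathcal Q_N$ with entropy $S(\mu)=-\sum\mu\ln\mu$, $\ln\sum_\sigma e^{f(\sigma)}\ge\mathbb E_\mu f+S(\mu)$.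

All almost-sure statements below come from the first Borel–Cantelli lemma with summable probabilities. That lemma needs no independence over $N$, so the arbitrary joint law does no harm, and the same bounds may be used along any infinite set of values of $N$.

## 5. Jensen's lower bound

The lower half of Proposition 4 reduces at once to the classical pressure $F_N$. For $p_N\ge1$ we have $\sum_\sigma U(\sigma)=0$, so $\langle-|aT-bU|-\rangle=aN$, and the spectral Jensen inequality gives $\langle-|e^{aT-bU}|-\rangle\ge e^{aN}$. Also, since $e^{aT-bU}\ge0$ entrywise, we may drop the off-diagonal terms and apply Jensen in each $|\sigma\rangle$ ($T$ has zero diagonal):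
$$\langle-|e^{aT-bU}|-\rangle=2^{-N}\sum_{\sigma,\tau}\langle\sigma|e^{aT-bU}|\tau\rangle\ge2^{-N}\sum_\sigma\langle\sigma|e^{aT-bU}|\sigma\rangle\ge2^{-N}\sum_\sigma e^{-bU(\sigma)} .$$
Hence
$$g_N(a,b)\ge\max\{a,F_N(b)\}. \tag{2}$$
What is missing is that $F_N(b)$ is almost $p_{\mathrm{REM}}(b)$ for large $p$; this is Lemma 9. The upper bound is where new work is needed.

## 6. Trace bounds, annealed bounds, and the two-level supersolution

Before the construction that works, here are the bounds that one would try first.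

Trace. The free energy of the operator with the trace in place of $\langle-|\cdot|-\rangle$ is known: for the REM energy and $\beta,\lambda\ge0$,
$$\lim_N\tfrac1N\ln\tfrac1{2^N}\mathrm{Tr}\,e^{\beta(e^{-s}T-\lambda U)}=\max\{\ln\cosh(\beta e^{-s}),p_{\mathrm{REM}}(\beta\lambda)\},$$
and the $p$-spin free energy is known to converge to this as $p\to\infty$ after $N\to\infty$. Since $\langle-|e^A|-\rangle\le\mathrm{Tr}\,e^A$, this bounds $g_N(a,b)$ for $b\ge0$ by about $\ln2+\max\{\ln\cosh a,p_{\mathrm{REM}}(b)\}$. That is at least $\max\{a+\ln(1+e^{-2a}),\ \ln2+p_{\mathrm{REM}}(b)\}$, which is strictly larger than $m(a,b)$, by exactly $\ln2$ where $p_{\mathrm{REM}}(b)\ge a$. The loss is real: at $b=0$ the normalized trace gives $\ln\cosh a$ and the state $|-\rangle$ gives $a$.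

Annealing. By the inequality of Section 5, $\mathbb E\langle-|e^{aT-bU}|-\rangle\ge\mathbb E\,2^{-N}\sum_\sigma e^{-bU(\sigma)}=e^{b^2N/2}$. If $|b|>\beta_c$ and $b^2/2>a$, then $b^2/2>m(a,b)$, because $b^2/2-p_{\mathrm{REM}}(b)=\frac12(|b|-\beta_c)^2$ there. So a first moment cannot give $m$.

Supersolutions. The following principle turns a pointwise inequality into a bound on the semigroup.

**Lemma 5.** Let $H$ be a symmetric matrix with nonnegative off-diagonal entries, $\varphi\ge1$ a function on $\mathcal Q_N$, and $\kappa\in\mathbb R$ with $H\varphi\le\kappa\varphi$ pointwise. Then $e^{uH}1\le e^{u\kappa}\varphi$ pointwise for all $u\ge0$.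

*Proof.* Let $f(u)=e^{uH}\varphi$. As $e^{uH}\ge0$ entrywise, $f'(u)=e^{uH}H\varphi\le\kappa f(u)$. So $e^{-\kappa u}f(u)$ is nonincreasing in each component and $f(u)\le e^{\kappa u}\varphi$. Finally $1\le\varphi$ gives $e^{uH}1\le f(u)$. $\square$

Say $w=-bU$. Discard the sites with $w\le\delta N$, which costs a factor $e^{\delta N}$, and keep $V=w1_L\ge0$ with $L=\{w>\delta N\}$. Suppose $V\le EN$. The choice $\varphi\equiv1$ gives $\kappa=N(a+E)$: on $L$ we pay for the hopping and for the potential. We want $\max\{a,E\}$ instead. For this $\varphi$ should have peaks on $L$, so that $T\varphi/\varphi$ is small there, without raising $T\varphi/\varphi$ above about $N$ elsewhere.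

In the REM this is easy. With $\alpha=\delta/|b|$ and $\hat U=-\mathrm{sgn}(b)U$ we have $L=\{\hat U>\alpha N\}$. The probability that some $K$ distinct points of $L$ lie in a common ball of radius $3rN$ is at most
$$2^Ne^{(K-1)Nh(6r)}e^{-K\alpha^2N/2},$$
since the other $K-1$ points lie within $6rN$ of the first. If $h(6r)\le\alpha^2/4$ and $K>4\ln2/\alpha^2$, the exponent is at most $N(\ln2-K\alpha^2/4)<0$. So almost surely, for large $N$, every small ball contains fewer than $K$ points of $L$. Now take the two-level function $\varphi=\vartheta^{-1}$ on $L$, $\varphi=1$ off $L$, with $\vartheta\in(0,1)$. On $L$, $T\varphi\le N+K\vartheta^{-1}=(\vartheta N+K)\varphi$; off $L$, $T\varphi\le N+K\vartheta^{-1}$. Thus $(aT+V)\varphi\le N(\max\{a,E\}+\text{small})\varphi$, as desired.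

For a $p$-spin energy this stops at the union bound, which used independence. The covariance of two neighbors is $N(1-2p/N)$: the product over a random $p$-set $I$ changes sign exactly when $I$ contains the flipped index, an event of probability $p/N$. So $U(\sigma)-U(\tau)$ has variance $4p$, and a union bound over at most $N2^N$ pairs with tail $2e^{-9N/8}$ shows that, for fixed $p$, almost surely $|U(\sigma)-U(\tau)|\le3\sqrt{pN}$ for all neighbors and all large $N$. Hence if $\hat U(\sigma)>2\alpha N$, the whole ball of radius $\alpha\sqrt N/(3\sqrt p)$ around $\sigma$ lies in $L$. All $N$ neighbors of $\sigma$ are in $L$, and the two-level function has $(T\varphi)(\sigma)=N\varphi(\sigma)$: nothing is gained.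

## 7. Peaks of radius $2rN$ around separated centers

Two changes repair this. First, we count only points of $L$ that are far from each other as well as not too far: at distance at least $rN$ the $p$-spin covariance is small for large $p$, so the union bound can be run on such points. Second, we let $\varphi$ fall off gradually, over about $2rN$ layers around a few centers, so that a site inside a big cluster of $L$ still has far more descending than ascending neighbors.

The second point can be seen with one center $c$. Let $\varphi_0(\sigma)=\vartheta^{d(\sigma,c)-2rN}$. A site at distance $d$ from $c$ has $d$ neighbors closer to $c$ and $N-d$ farther, so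
$$T\varphi_0=\bigl(d\,\vartheta^{-1}+(N-d)\vartheta\bigr)\varphi_0\le N\bigl(\vartheta+2r/\vartheta\bigr)\varphi_0\qquad\text{for }d\le2rN.$$
If $\vartheta$ is small, and $r$ is small compared with $\vartheta$, hopping costs almost nothing near $c$, whether or not the neighbors are in $L$. The price is the height $\vartheta^{-2rN}=e^{2rN\ln(1/\vartheta)}$, harmless if $r\ln(1/\vartheta)$ is small. Without truncation the function fails at $d=N/2$, where the factor is $\frac N2(\vartheta^{-1}+\vartheta)>N$; so we take the maximum with $1$.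

**Definition (sparsity).** Let $r>0$ and $K\in\mathbb N$. A set $L\subset\mathcal Q_N$ satisfies (S) if there are no $K$ distinct points of $L$ all of whose pairwise distances lie in $[rN,6rN]$.

For example, a ball of radius less than $rN/2$ satisfies (S) with $K=2$, however many points it has. On the other hand $L=\mathcal Q_N$ violates (S) if $rN\ge1$, $Kr\le1$ and $N\ge2K$: flip, in a fixed configuration, one of $K$ disjoint blocks of $\lceil rN/2\rceil$ spins (they fit, as $K(rN/2+1)\le N$); the $K$ points obtained have pairwise distances $2\lceil rN/2\rceil\in[rN,rN+2]\subset[rN,6rN]$.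

**Proposition 6.** Let $a\ge0$, $w:\mathcal Q_N\to\mathbb R$, $\delta>0$, $\vartheta\in(0,1)$, $r\in(0,\frac1{12}]$ with $rN\ge1$, and $K\in\mathbb N$. Suppose $L=\{w>\delta N\}$ satisfies (S). Then, with $\eta=a\vartheta+3aKr/\vartheta$,
$$\langle-|e^{aT+w}|-\rangle\le e^{N(\delta+\eta)}\vartheta^{-4rN}\Bigl[e^{aN}+\|w\|_\infty\,2^{-N}\sum_\sigma e^{w(\sigma)}\Bigr].$$

*Proof.*

**Step 1: keep only the large values.** Let $V=w1_L\ge0$. On $L$, $w\le\delta N+w=\delta N+V$; off $L$, $w\le\delta N$. So $w\le\delta N+V$, and by entrywise monotonicity $e^{aT+w}\le e^{\delta N}e^{aT+V}$ entrywise. It remains to bound $\langle-|e^{aT+V}|-\rangle$.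

**Step 2: define the peaks.** Let $\{c_i\}$ be a maximal subset of $L$ with pairwise distances at least $rN$. By maximality every $\sigma\in L$ satisfies $d(\sigma,c_i)<rN$ for some $i$. Put
$$\varphi(\sigma)=\max\bigl\{1,\ \max_i\vartheta^{d(\sigma,c_i)-2rN}\bigr\},\qquad 1\le\varphi\le\vartheta^{-2rN},$$
with $\varphi\equiv1$ if $L=\emptyset$. For neighbors $\sigma,\tau$ all distances to centers differ by $1$, so $\varphi(\tau)\le\varphi(\sigma)/\vartheta$.

**Step 3: few centers matter at each site.** Fix $\sigma$ and let $J=\{i:d(\sigma,c_i)\le2rN+1\}$. By the triangle inequality the points $c_i$, $i\in J$, have pairwise distances in $[rN,4rN+2]\subset[rN,6rN]$, using $rN\ge1$. They are distinct points of $L$, so (S) gives $|J|<K$.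

**Step 4: count the ascending neighbors.** Call a neighbor $\tau$ of $\sigma$ bad if $\varphi(\tau)>\max\{1,\vartheta\varphi(\sigma)\}$. For a bad $\tau$, since $\varphi(\tau)>1$, some $i$ attains $\varphi(\tau)=\vartheta^{d(\tau,c_i)-2rN}>1$. So $d(\tau,c_i)<2rN$, hence $d(\sigma,c_i)<2rN+1$ and $i\in J$. Moreover
$$\vartheta^{d(\tau,c_i)-2rN}>\vartheta\varphi(\sigma)\ge\vartheta^{1+d(\sigma,c_i)-2rN},$$
so $d(\tau,c_i)<d(\sigma,c_i)+1$, and as the two distances differ by exactly $1$, $d(\tau,c_i)=d(\sigma,c_i)-1$. For given $i\in J$ there are exactly $d(\sigma,c_i)\le2rN+1$ such neighbors. So there are at most $K(2rN+1)\le3KrN$ bad neighbors. Bounding $\varphi$ by $\varphi(\sigma)/\vartheta$ at bad neighbors and by $\max\{1,\vartheta\varphi(\sigma)\}$ at the others,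
$$(T\varphi)(\sigma)\le N\max\{1,\vartheta\varphi(\sigma)\}+\frac{3Kr}\vartheta N\varphi(\sigma). \tag{3}$$

**Step 5: the supersolution inequality.** Let $E\ge0$ and $0\le V'\le EN\,1_L$. If $\sigma\notin L$, then $V'(\sigma)=0$, and $\max\{1,\vartheta\varphi\}\le\varphi$ in (3) gives $((aT+V')\varphi)(\sigma)\le N(a+3aKr/\vartheta)\varphi(\sigma)$. If $\sigma\in L$, some center is at distance less than $rN$, so $\varphi(\sigma)\ge\vartheta^{-rN}\ge\vartheta^{-1}$ and $\max\{1,\vartheta\varphi(\sigma)\}=\vartheta\varphi(\sigma)$. Then (3) gives $a(T\varphi)(\sigma)\le N\eta\,\varphi(\sigma)$, and $V'(\sigma)\le EN$. In both cases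
$$(aT+V')\varphi\le N(\max\{a,E\}+\eta)\varphi,$$
and Lemma 5 yields
$$e^{u(aT+V')}1\le e^{uN(\max\{a,E\}+\eta)}\varphi,\qquad u\ge0. \tag{4}$$

**Step 6: restore the factor $2^{-N}$ by telescoping.** Using (4) once, with $EN=\max V$, would give the exponent $\max\{a,\max V/N\}$. That forgets that the walk must first hit a rare site. We instead switch on the large values of $V$ one at a time, in increasing order. Order the points with $V>aN$, all in $L$, as $\tau_1,\dots,\tau_n$ with $V(\tau_1)\le\dots\le V(\tau_n)$. Put $V_0=V1_{\{V\le aN\}}$, $V_k=V_{k-1}+V(\tau_k)|\tau_k\rangle\langle\tau_k|$ and $H_k=aT+V_k$, so that $H_n=aT+V$.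

For $k=0$ we have $V_0\le aN\,1_L$, and (4) with $E=a$, $u=1$ gives
$$\langle-|e^{H_0}|-\rangle=2^{-N}\sum_\sigma(e^{H_0}1)(\sigma)\le e^{N(a+\eta)}\vartheta^{-2rN}.$$
For $k\ge1$, Duhamel's formula and the symmetry of $H_k$ give
$$\langle-|e^{H_k}-e^{H_{k-1}}|-\rangle=2^{-N}\int_0^1V(\tau_k)\,\bigl(e^{(1-u)H_k}1\bigr)(\tau_k)\,\bigl(e^{uH_{k-1}}1\bigr)(\tau_k)\,du .$$
Because of the ordering, both $V_k$ and $V_{k-1}$ are at most $V(\tau_k)1_L$. So (4) applies to both factors with $E=V(\tau_k)/N>a$; the exponents $(1-u)$ and $u$ add up to $1$, and the right side is at most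
$$2^{-N}V(\tau_k)\,e^{V(\tau_k)+\eta N}\varphi(\tau_k)^2\le2^{-N}\|w\|_\infty\,e^{w(\tau_k)}e^{\eta N}\vartheta^{-4rN},$$
since $V(\tau_k)=w(\tau_k)$. Summing over $k$ and adding the $k=0$ bound,
$$\langle-|e^{aT+V}|-\rangle\le e^{\eta N}\vartheta^{-4rN}\Bigl[e^{aN}+\|w\|_\infty2^{-N}\sum_\sigma e^{w(\sigma)}\Bigr].$$
With Step 1 this is the claim. $\square$

## 8. Decay of the $p$-spin covariance at macroscopic distance

With $\sigma_I=\prod_{i\in I}\sigma_i$, independence of the couplings gives $\mathbb E[U_{N,p}(\sigma)U_{N,p}(\tau)]=\frac N{\binom Np}\sum_{|I|=p}\sigma_I\tau_I=N\xi_{N,p}(d)$, where $d=d(\sigma,\tau)$ and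
$$\xi_{N,p}(d)=\mathbb E\prod_{i\in I}x_i,$$
$I$ being a uniform $p$-subset of $\{1,\dots,N\}$ and $x_i=\sigma_i\tau_i$; exactly $d$ of the $x_i$ equal $-1$. For instance $\xi_{N,1}(d)=1-2d/N$ and $\xi_{N,N}(d)=(-1)^d$.

**Lemma 7.** Let $r\in(0,\frac12)$ and $k\in\mathbb N$. If $N\ge4k^2$, $k\le p\le N-k$ and $rN\le d\le(1-r)N$, then $|\xi_{N,p}(d)|\le2(1-2r(1-r))^k$.

*Proof.*

**Step 1: reduce to $p\le N/2$.** Since $\prod_{i\in I^c}x_i=(-1)^d\prod_{i\in I}x_i$, we have $|\xi_{N,p}|=|\xi_{N,N-p}|$. So assume $k\le p\le N/2$.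

**Step 2: generate $I$ from pairs, to produce averages.** Choose a uniform ordered $2p$-tuple of distinct indices $(i_1,j_1,\dots,i_p,j_p)$ and, for each $l$, put one element of $\{i_l,j_l\}$ into $I$ by an independent fair coin. The law of $I$ is invariant under permutations of $\{1,\dots,N\}$, so $I$ is a uniform $p$-subset. Conditionally on the pairs, $\mathbb E\prod_{i\in I}x_i=\prod_{l=1}^p\frac{x_{i_l}+x_{j_l}}2$. Each factor is $0$ or $\pm1$, so the modulus is at most the indicator of the event $\mathcal A$ that $x_{i_l}=x_{j_l}$ for all $l\le k$.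

**Step 3: compare with independent indices.** The first $2k$ indices have the law of $2k$ i.i.d. uniform indices conditioned on the event $\mathcal D$ that no two coincide. Here $\mathbb P(\mathcal D)\ge1-\binom{2k}2/N\ge1-2k^2/N\ge\frac12$. So $\mathbb P(\mathcal A\,|\,\mathcal D)\le2\,\mathbb P(\mathcal A)$, with $\mathbb P(\mathcal A)$ computed for i.i.d. indices: with $y=d/N\in[r,1-r]$,
$$\mathbb P(\mathcal A)=\bigl(y^2+(1-y)^2\bigr)^k=(1-2y(1-y))^k\le(1-2r(1-r))^k. \qquad\square$$

Letting $k$ be large, we get: for every $r\in(0,\frac12)$ and $\eta'>0$ there are $p_0$ and $N_0$ such that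
$$|\xi_{N,p}(d)|\le\eta'\quad\text{whenever }N\ge N_0,\ p_0\le p\le N-p_0,\ rN\le d\le(1-r)N. \tag{5}$$

## 9. Sup norm and pressure of $U_{N,p_N}$

From here on $U=U_{N,p_N}$, and $\hat U=\pm U$ with a fixed sign, which has the same law as $U$.

**Lemma 8.** For any $1\le p_N\le N$: almost surely $\limsup_N\|U\|_\infty/N\le\beta_c$ and, for each $b$, $\limsup_NF_N(b)\le p_{\mathrm{REM}}(b)$.

*Proof.* Each $U(\sigma)$ has variance $N$, and $2^N=e^{\beta_c^2N/2}$, so for $\eta>0$
$$\mathbb P(\|U\|_\infty\ge(\beta_c+\eta)N)\le2\cdot2^Ne^{-(\beta_c+\eta)^2N/2}\le2e^{-\beta_c\eta N},$$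
which is summable; let $\eta\downarrow0$ along a sequence. Next, $\mathbb Ee^{NF_N(b)}=e^{b^2N/2}$, so $\mathbb P(F_N(b)\ge b^2/2+\eta)\le e^{-\eta N}$ by Markov, and $\limsup F_N(b)\le b^2/2$. This settles $|b|\le\beta_c$. If $|b|>\beta_c$, compare with $\mathrm{sgn}(b)\beta_c$: $F_N(b)\le F_N(\mathrm{sgn}(b)\beta_c)+(|b|-\beta_c)\|U\|_\infty/N$, and the limsup of the right side is at most $\ln2+(|b|-\beta_c)\beta_c=|b|\beta_c-\ln2$, because $\beta_c^2=2\ln2$. $\square$

The matching lower bound for the pressure needs large $p$. A second moment computation leaves a factor $e^{2\eta'N}$ from the small remaining correlations, so it only shows that an event has probability at least $e^{-3\eta'N}$. Gaussian concentration of $F_N$ converts even this into an almost-sure statement, at a cost of order $\sqrt{\eta'}$.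

**Lemma 9.** For $b\in\mathbb R$, $\varepsilon>0$ there is $p_0$ such that if $p_0\le p_N\le N-p_0$ for all large $N$, then almost surely $\liminf_NF_N(b)\ge p_{\mathrm{REM}}(b)-\varepsilon$.

*Proof.* For $b=0$ both sides are trivial. Let $b\ne0$ and $\hat U=-\mathrm{sgn}(b)U$, so $-bU=|b|\hat U$.

**Step 1: choose parameters.** We have $\sup_{0<x<\beta_c}(|b|x-x^2/2)=p_{\mathrm{REM}}(b)$: the supremum is approached at $x\to|b|$ if $|b|\le\beta_c$, and at $x\to\beta_c$ otherwise. Choose $x\in(0,\beta_c)$ with $|b|x-x^2/2\ge p_{\mathrm{REM}}(b)-\varepsilon/2$, then $\eta'>0$ with $8|b|\sqrt{\eta'}\le\varepsilon/2$, then $r\in(0,\frac12)$ with $h(r)\le\ln2-x^2/2$, possible because $x^2/2<\ln2$. Take $p_0$ from (5) for $(r,\eta')$.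

**Step 2: first moment of the number of high sites.** Let $X=\#\{\sigma:\hat U(\sigma)\ge xN\}$. The Gaussian lower tail bound with $u=x\sqrt N$ gives $\mathbb EX\ge c_N2^Ne^{-x^2N/2}$ with $c_N=\frac{x\sqrt N}{\sqrt{2\pi}(1+x^2N)}\in(0,1]$ and $\frac1N\ln c_N\to0$.

**Step 3: second moment.** For a pair with covariance $N\xi$, the sum $\hat U(\sigma)+\hat U(\tau)$ has variance $2N(1+\xi)$. If both values are at least $xN$ the sum is at least $2xN$, which has probability at most $e^{-x^2N/(1+\xi)}$, and $0$ if $\xi=-1$. Summing over pairs and dividing by $(\mathbb EX)^2\ge c_N^24^Ne^{-x^2N}$,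
$$\frac{\mathbb EX^2}{(\mathbb EX)^2}\le c_N^{-2}\,2^{-N}\sum_d\binom Nd\exp\Bigl(Nx^2\frac\xi{1+\xi}\Bigr),\qquad\xi=\xi_{N,p_N}(d),$$
where $x^2-\frac{x^2}{1+\xi}=x^2\frac\xi{1+\xi}$ was used and terms with $\xi=-1$ are read as $0$. On $(-1,1]$ we have $\frac\xi{1+\xi}\le\min\{\xi^+,\frac12\}$. For $rN\le d\le(1-r)N$ and $N$ large, $\xi^+\le\eta'$, so these terms contribute at most $e^{x^2\eta'N}\le e^{2\eta'N}$, since $x^2<2\ln2<2$. The remaining $d$ contribute at most $2\cdot2^{-N}e^{Nh(r)+Nx^2/2}\le2$, by the choice of $r$. So $\mathbb EX^2\le c_N^{-2}(e^{2\eta'N}+2)(\mathbb EX)^2$.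

**Step 4: an event of not too small probability.** Paley–Zygmund gives $\mathbb P(X\ge\frac12\mathbb EX)\ge\frac{c_N^2}{4(e^{2\eta'N}+2)}\ge e^{-3\eta'N}$ for large $N$. On this event $\sum_\sigma e^{-bU(\sigma)}\ge Xe^{|b|xN}$, so
$$F_N(b)\ge A_N:=|b|x-\frac{x^2}2+\frac1N\ln\frac{c_N}2 .$$

**Step 5: concentration.** As a function of the couplings, $\frac{\partial F_N}{\partial g_I}=-\frac bN\sqrt{N/\binom N{p_N}}\,\langle\sigma_I\rangle$ with a Gibbs average $|\langle\sigma_I\rangle|\le1$. So $\|\nabla F_N\|^2\le\frac{b^2}{N^2}\sum_I\frac N{\binom N{p_N}}=\frac{b^2}N$, and $\mathbb P(|F_N-\mathbb EF_N|\ge u)\le2e^{-u^2N/(2b^2)}$. Take $u=4|b|\sqrt{\eta'}$: the right side is $2e^{-8\eta'N}<e^{-3\eta'N}$ for large $N$. Therefore the events $\{F_N\ge A_N\}$ and $\{F_N<\mathbb EF_N+u\}$ intersect, which gives $\mathbb EF_N\ge A_N-u$. By Borel–Cantelli, almost surely eventually $F_N\ge\mathbb EF_N-u\ge A_N-2u$. Hence $\liminf F_N\ge|b|x-x^2/2-8|b|\sqrt{\eta'}\ge p_{\mathrm{REM}}(b)-\varepsilon$. $\square$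

## 10. Sparsity of the high-energy set

This is the repaired union bound of Section 6. Note the order of the parameters: $K$ depends on $\alpha$ only, and $r$ may be taken as small as we like afterwards.

**Lemma 10.** Let $\alpha>0$, $K\in\mathbb N$ with $K\ge8(\ln2+1)/\alpha^2$, and $r\in(0,\frac1{12}]$ with $h(6r)\le\alpha^2/8$. There is $p_0$ such that if $p_0\le p_N\le N-p_0$ for all large $N$, then almost surely, for all large $N$, the set $\{\hat U>\alpha N\}$ satisfies (S).

*Proof.* Take $p_0$ from (5) for $(r,\eta'=1/K)$. Note $[rN,6rN]\subset[rN,(1-r)N]$, since $7r<1$. For $K$ points $\sigma_1,\dots,\sigma_K$ with pairwise distances in $[rN,6rN]$ and $N$ large,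
$$\mathrm{Var}\sum_{i=1}^K\hat U(\sigma_i)\le N\Bigl(K+\frac{K(K-1)}K\Bigr)\le2KN.$$
If all $\hat U(\sigma_i)>\alpha N$, the sum exceeds $K\alpha N$, which has probability at most $\exp\bigl(-\frac{(K\alpha N)^2}{4KN}\bigr)=e^{-K\alpha^2N/4}$. The number of such $K$-tuples is at most $2^Ne^{(K-1)Nh(6r)}$: choose the first point, then the others within distance $6rN\le N/2$ of it. So the probability that (S) fails is at most
$$\exp N\Bigl[\ln2+\frac{K\alpha^2}8-\frac{K\alpha^2}4\Bigr]=\exp N\Bigl[\ln2-\frac{K\alpha^2}8\Bigr]\le e^{-N},$$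
which is summable. $\square$

## 11. Proof of Proposition 4 and Theorem 1

*Lower bound.* By (2) and Lemma 9, if $p_0$ is at least the value given there, almost surely $\liminf g_N(a,b)\ge\max\{a,p_{\mathrm{REM}}(b)-\varepsilon\}\ge m(a,b)-\varepsilon$.

*Upper bound.* If $b=0$, then $g_N(a,0)=a=m(a,0)$. Let $b\ne0$.

**Step 1: choose the parameters in the right order.** Choose successively:

1. $\delta=\varepsilon/4$, $\alpha=\delta/|b|$, $K=\lceil8(\ln2+1)/\alpha^2\rceil$;
2. $\vartheta\in(0,1)$ with $a\vartheta\le\varepsilon/4$;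
3. $r\in(0,\frac1{12}]$ with $h(6r)\le\alpha^2/8$, $3aKr/\vartheta\le\varepsilon/8$ and $4r\ln(1/\vartheta)\le\varepsilon/8$;
4. $p_0$ at least the values from Lemma 10 (for $\alpha,K,r$) and Lemma 9 (for $b,\varepsilon$).

**Step 2: apply the deterministic bound.** Let $w=-bU=|b|\hat U$ with $\hat U=-\mathrm{sgn}(b)U$. Then $L=\{w>\delta N\}=\{\hat U>\alpha N\}$ satisfies (S) for all large $N$, almost surely, and $rN\ge1$ for large $N$. Proposition 6 gives, as $\delta+a\vartheta+3aKr/\vartheta+4r\ln(1/\vartheta)\le\frac34\varepsilon$,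
$$g_N(a,b)\le\tfrac34\varepsilon+\tfrac1N\ln\bigl(e^{aN}+|b|\,\|U\|_\infty\,e^{NF_N(b)}\bigr).$$

**Step 3: insert the classical limits.** By Lemma 8, $\|U\|_\infty\le2N$ eventually (as $\beta_c<2$), so the prefactor is irrelevant on the exponential scale, and $\limsup F_N(b)\le p_{\mathrm{REM}}(b)$. Hence almost surely $\limsup g_N(a,b)\le m(a,b)+\frac34\varepsilon$. This proves Proposition 4, and with the reduction in Section 2, Theorem 1. $\blacksquare$

## 12. Local uniformity: proof of Theorem 2

**Step 1: pass to $g_N$.** The map $(t,\lambda,s)\mapsto(te^{-s},t\lambda)$ sends $\mathcal K$ into some $[0,A]\times[-B,B]$, and $t\ge t_0>0$ on $\mathcal K$. By (1), $|\theta_N-R|=t^{-1}|g_N-m|\le t_0^{-1}|g_N-m|$. So it suffices to find, for each $\varepsilon>0$, a $p_0$ such that almost surely $\limsup_N\sup_{[0,A]\times[-B,B]}|g_N-m|\le\varepsilon$, and then to use it with $t_0\varepsilon$ in place of $\varepsilon$.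

**Step 2: a finite grid and regularity.** Take $a_0=0<a_1<\dots$, finitely many with spacing at most $\varepsilon/8$ and covering $[0,A]$, and finitely many $b_l$ such that each $b\in[-B,B]$ is within $\varepsilon/16$ of one of them. Let $p_0$ be the maximum of the $p_0$'s of Proposition 4 with error $\varepsilon/4$ over the grid points. By entrywise monotonicity $g_N$ is nondecreasing in $a$, and
$$|g_N(a,b)-g_N(a,b')|\le|b-b'|\,\|U\|_\infty/N\le2|b-b'|\quad\text{eventually, almost surely}.$$
Also $m$ is nondecreasing and $1$-Lipschitz in $a$, and $\beta_c$-Lipschitz in $b$, because $|p_{\mathrm{REM}}'|\le\beta_c$.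

**Step 3: sandwich.** Let $a_j\le a\le a_{j+1}$ and $|b-b_l|\le\varepsilon/16$. With $o(1)$ uniform, as there are finitely many grid points,
$$g_N(a,b)\le g_N(a_{j+1},b_l)+\tfrac\varepsilon8\le m(a_{j+1},b_l)+\tfrac\varepsilon4+o(1)+\tfrac\varepsilon8\le m(a,b)+\tfrac\varepsilon8+\tfrac{\beta_c\varepsilon}{16}+\tfrac{3\varepsilon}8+o(1),$$
$$g_N(a,b)\ge g_N(a_j,b_l)-\tfrac\varepsilon8\ge m(a_j,b_l)-\tfrac\varepsilon4-o(1)-\tfrac\varepsilon8\ge m(a,b)-\tfrac\varepsilon8-\tfrac{\beta_c\varepsilon}{16}-\tfrac{3\varepsilon}8-o(1).$$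
Since $\beta_c<2$, the total error is below $\frac58\varepsilon+o(1)$, hence below $\varepsilon$ for large $N$. $\blacksquare$

## 13. Fixed degree and co-degree: proof of Theorem 3

*Sufficiency.* Let $\min(p_N,N-p_N)\to\infty$. Then $p_0\le p_N\le N-p_0$ for all large $N$, whatever $p_0$ is. Apply Theorem 2 with $\varepsilon=1/j$, $j\in\mathbb N$, on a countable exhaustion of $(0,\infty)\times\mathbb R^2$ by compact sets, and intersect the countably many almost-sure events. This gives almost-sure locally uniform convergence to $R$.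

*Necessity.* The obstruction is that a polynomial of fixed degree cannot reach the REM ground state energy $\beta_cN$: near a maximizer it stays large on a set with so much entropy that the pressure would exceed $\ln2$ at $\beta_c$.

**Lemma 11.** For fixed $k\ge1$, almost surely
$$\limsup_{N\to\infty}\frac{\|U_{N,k}\|_\infty}N\le x_k:=\beta_c^{-1}\inf_{0<y<1/2}(1-2y)^{-k}\bigl(2\ln2-h(y)\bigr),\qquad\text{and }x_k<\beta_c.$$

*Proof.* Write $U=U_{N,k}$, let $|U(\sigma^*)|=\|U\|_\infty$, and choose $b\in\{\beta_c,-\beta_c\}$ with $-bU(\sigma^*)=\beta_c\|U\|_\infty$. Let $\mu$ be the law of the configuration obtained from $\sigma^*$ by flipping each spin independently with probability $y$. Its entropy is $Nh(y)$. Each spin has $\mathbb E_\mu\sigma_i=(1-2y)\sigma_i^*$, the spins are independent, and $U$ is a homogeneous multilinear polynomial of degree $k$, so $\mathbb E_\mu U=(1-2y)^kU(\sigma^*)$. The Gibbs variational principle gives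
$$\max_\pm F_N(\pm\beta_c)\ge\beta_c(1-2y)^k\frac{\|U\|_\infty}N+h(y)-\ln2 .$$
By Lemma 8 the left side has limsup at most $\beta_c^2/2=\ln2$ almost surely. Hence $\limsup\|U\|_\infty/N\le\beta_c^{-1}(1-2y)^{-k}(2\ln2-h(y))$ almost surely for each $y$, hence simultaneously for all rational $y\in(0,\frac12)$, and by continuity the infimum over rational $y$ is the infimum over $(0,\frac12)$. As $y\downarrow0$, $(1-2y)^{-k}(2\ln2-h(y))=2\ln2-h(y)+O(y)$ and $h(y)/y\to\infty$, so the infimum is strictly below $2\ln2=\beta_c^2$. $\square$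

For $k=1$, the value $y=\frac1{20}$ gives $h(y)\approx0.1985$ and $x_1\le1.121<\beta_c\approx1.177$. This is consistent with Section 3, where $\|U_{N,1}\|_\infty/N=\frac1N\sum_i|g_i|\to\sqrt{2/\pi}\approx0.80$.

**Step 1: constant degree or co-degree along a subsequence.** Suppose $\min(p_N,N-p_N)\not\to\infty$. This minimum is bounded along a subsequence, so, passing to a further one, either $p_N=k$ for a fixed $k\ge1$ or $p_N=N-k$ for a fixed $k\ge0$. In the first case Lemma 11 applies, used along the subsequence. In the second case with $k\ge1$, since $\sigma_I=\bigl(\prod_i\sigma_i\bigr)\sigma_{I^c}$ and $\binom N{N-k}=\binom Nk$,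
$$U_{N,N-k}(\sigma)=\Bigl(\prod_{i=1}^N\sigma_i\Bigr)U'(\sigma),$$
where $U'$ is a $k$-spin energy with couplings $g'_J=g_{J^c}$. So $\|U_{N,N-k}\|_\infty=\|U'\|_\infty$, and Lemma 11 applies to $U'$. If $p_N=N$, then $\|U\|_\infty/N\to0$ by Section 3; put $x_0=0$. In all cases, along the subsequence, almost surely $\limsup\|U\|_\infty/N\le x_k<\beta_c$.

**Step 2: compare with $R$ for large $|\lambda|$.** The operator $T$ has norm $N$. So on the event just found, for all $t,\lambda,s$ simultaneously, along the subsequence,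
$$\limsup\theta_N\le\limsup\Bigl(\tfrac1N\|e^{-s}T-\lambda U\|-1\Bigr)\le e^{-s}+|\lambda|x_k-1 .$$
On the other side, $p_{\mathrm{REM}}(b)\ge|b|\beta_c-\ln2$ for all $b$; for $|b|\le\beta_c$ the difference is $\frac12(|b|-\beta_c)^2\ge0$. So $R(t,\lambda,s)\ge|\lambda|\beta_c-t^{-1}\ln2-1$. Hence, along the subsequence, $\limsup\theta_N<R$ almost surely whenever
$$|\lambda|(\beta_c-x_k)>e^{-s}+t^{-1}\ln2 ,$$
and convergence to $R$ fails for these parameters. This proves the equivalence.

**Step 3: fixed $p$.** Take $p_N=p$ for all $N\ge p$, so that $k=p$ and no subsequence is needed. Almost surely $\limsup_N\theta_N^{(p)}<R$ for all $\lambda$ with $|\lambda|(\beta_p^*)>e^{-s}+t^{-1}\ln2$, where $\beta_p^*=\beta_c-x_p>0$. Moreover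
$$R(t,\lambda,s)-\limsup_N\theta_N^{(p)}(t,\lambda,s)\ge|\lambda|(\beta_c-x_p)-t^{-1}\ln2-e^{-s}\longrightarrow\infty\qquad(|\lambda|\to\infty),$$
so for given $t$, $s$, $\varepsilon$ no fixed $p$ serves all $\lambda\in\mathbb R$: the $p_0$ of Theorem 1 cannot be chosen uniformly in $\lambda$. $\blacksquare$
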